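# A Sudoku puzzle with vector solutions and no symbol solution

## 1. Four erased cells in a $4\times4$ Sudoku

Take the solved $4\times 4$ Sudoku on the left and erase four cells, as on the right.

$$
\begin{array}{cc|cc}1&2&3&4\\3&4&1&2\\ \hline 2&1&4&3\\4&3&2&1\end{array}
\qquad\qquad
\begin{array}{cc|cc}\cdot&\cdot&3&4\\3&4&1&2\\ \hline \cdot&\cdot&4&3\\4&3&2&1\end{array}
$$

As an ordinary puzzle it has two solutions. Rows 1 and 3 and columns 1 and 2 all miss the symbols $1,2$, so the holes are filled by $\begin{smallmatrix}1&2\\2&1\end{smallmatrix}$ or by $\begin{smallmatrix}2&1\\1&2\end{smallmatrix}$.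

Now change the rules. Read the symbol $k$ as the basis vector $|k\rangle$ of $\mathbb C^4$, allow any unit vector in a cell, and replace "each symbol once" by "the four vectors form an orthonormal basis". In row 1 the clues are $|3\rangle,|4\rangle$, so the two missing vectors must be an orthonormal basis of $\mathrm{span}(|1\rangle,|2\rangle)$. Put a unit vector $a$ of this plane in cell $(1,1)$. Then cell $(1,2)$ must hold the unit vector $b$ of the plane orthogonal to $a$ (unique up to phase). By column 1, cell $(3,1)$ also holds $b$, and by row 3, cell $(3,2)$ holds $a$ again:

$$
\begin{array}{cc|cc}a&b&3&4\\3&4&1&2\\ \hline b&a&4&3\\4&3&2&1\end{array}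
$$

Columns 1 and 2 and the two left blocks are then also orthonormal bases. So the puzzle has one vector solution for every line $\mathbb Ca$ in the plane, and exactly two of them consist of basis vectors.

The clues are symbols, and the vector rules admit many more solutions than the symbol rules. In this example the two kinds of solution exist together. Must they? Can a puzzle whose clues are ordinary symbols have a vector solution but no symbol solution?

## 2. Quantum grids and the solvability equality

Let $n\ge2$ and $N=n^2$.

**Definition (grids).** A quantum grid of size $N$ is an $N\times N$ array $P=(P_{ij})$ whose entries are either $0$ (an empty cell) or a rank-one projection $|x\rangle\langle x|$ with $x\in\mathbb C^N$ a unit vector. The set of these is $\mathsf{QG}_N$. Using projections instead of vectors means that phases are ignored; we speak of "the vector in a cell", meaning the vector up to phase.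

**Definition (squares).** The Sudoku constraint sets are the $N$ rows, the $N$ columns and the $N$ blocks $\{(a-1)n+1,\dots,an\}\times\{(b-1)n+1,\dots,bn\}$, $a,b\in[n]$. A quantum square is a grid with no empty cell in which $\sum_{(i,j)\in C}Q_{ij}=I_N$ for every constraint set $C$. Equivalently, the vectors of each row, column and block form an orthonormal basis of $\mathbb C^N$. The set of these is $\mathsf{QS}_N$.

**Definition (solutions).** Write $A\preceq B$ if $B_{ij}=A_{ij}$ at every cell with $A_{ij}\ne0$. A quantum solution of $A$ is a $B\in\mathsf{QS}_N$ with $A\preceq B$. The set of grids with at least one quantum solution is $\mathsf{QEG}_N$.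

**Definition (classical objects).** A grid is classical if each entry is $0$ or one of the projections $|k\rangle\langle k|$ on the fixed computational basis; the set of these is $\mathsf{CG}_N$. Put $\mathsf{CS}_N=\mathsf{QS}_N\cap\mathsf{CG}_N$; these are the ordinary solved Sudoku squares. The set of classical grids with a solution in $\mathsf{CS}_N$ is $\mathsf{CEG}_N$.

In Section 1, the grid with four holes is in $\mathsf{CG}_4$, and it lies in both $\mathsf{QEG}_4$ and $\mathsf{CEG}_4$. The following conjecture is taken from Ion Nechita and Jordi Pillet, "SudoQ -- a quantum variant of the popular game", arXiv:2005.10862 (2020): for every $n\ge 2$, every quantumly solvable classical grid is classically solvable,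

$$\mathsf{QEG}_{n^2}\cap\mathsf{CG}_{n^2}=\mathsf{CEG}_{n^2}. \tag{1}$$

The inclusion $\supseteq$ is immediate, since a classical solution is a quantum solution. We shall prove two results.

**Theorem A.** For every $n\ge76$ there is a grid $P\in\mathsf{CG}_{n^2}$ with exactly $148$ empty cells that has a quantum solution but no classical solution. The quantum solution can be taken real, with amplitudes in $\{0,\pm\frac12,\pm\frac1{\sqrt2},1\}$.

**Theorem B.** For $n=2$, equality (1) holds: $\mathsf{QEG}_4\cap\mathsf{CG}_4=\mathsf{CEG}_4$.

So the conjecture is false. The arguments below do not decide $3\le n\le75$, and no claim is made that $76$ is optimal.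

The only theorem we need for the proofs is this one.

**König's theorem.** A bipartite graph of maximum degree at most $k$ has a proper edge coloring with $k$ colors, that is, a coloring in which edges sharing a vertex have different colors. In particular a $k$-regular bipartite graph decomposes into $k$ perfect matchings: each vertex has $k$ edges of different colors, so it sees every color, and each color class is a perfect matching.

## 3. Rounding one symbol at a time

The first thing to try is a proof of (1) by rounding. Let $Q$ be a quantum solution with vectors $v_{ij}$, and for each symbol $k$ put $p_k(i,j)=|\langle k|v_{ij}\rangle|^2$. Each row of $Q$ is an orthonormal basis, so $\sum_jp_k(i,j)=\|\,|k\rangle\|^2=1$, and the same holds for columns (and blocks). So $p_k$ is a doubly stochastic matrix. By the Birkhoff–von Neumann theorem it is a convex combination of permutation matrices, each supported where $p_k>0$. At a clue $|k\rangle$ we have $p_k=1$, and at a clue $|l\rangle$ with $l\neq k$ we have $p_k=0$, so every such permutation respects the clues. Picking one gives a placement of the symbol $k$ that is correct in rows and columns.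

The approach stops at the next step, when two symbols are placed. In Section 1 take $a=(|1\rangle+|2\rangle)/\sqrt2$. At the four holes, $p_1=p_2=\frac12$. Birkhoff offers for symbol 1 the holes $(1,1),(3,2)$ or the holes $(1,2),(3,1)$, and it offers the same two choices for symbol 2. If both symbols take the first choice, cell $(1,1)$ holds both of them and cell $(1,2)$ holds neither. The theorem handles each $k$ alone and says nothing about one symbol per cell. (It also ignores the blocks.) In this example a joint choice exists. Whether one always exists is precisely the question, so rounding has returned us to the start.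

For $n=2$ the joint choice can be made by using more of the quantum solution than the numbers $p_k(i,j)$. We do this first. For large $n$ we shall then build a puzzle where no joint choice exists.

## 4. Size four: four commuting-pair operators

This section proves Theorem B. The plan is to encode a $4\times4$ quantum square by four reflections, and then to round the reflections instead of the cells.

**Step 1: signs of cells.** We label the cells so that the label records which subspace a vector lies in. Block $(p,q)$, $p,q\in\{1,2\}$, is the block in band $p$ (rows $2p-1,2p$) and stack $q$. For a cell $(i,j)$ put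
$$\sigma(i,j)=(-1)^{(i-1)+\lfloor (j-1)/2\rfloor},\qquad \tau(i,j)=(-1)^{(j-1)+\lfloor (i-1)/2\rfloor}.$$
In block $(p,q)$, the cell in the inner row $\alpha\in\{0,1\}$ and inner column $\beta\in\{0,1\}$ has $\sigma=(-1)^{\alpha+q-1}$ and $\tau=(-1)^{\beta+p-1}$. So each block realizes each of the four pairs $(\sigma,\tau)$ once.

**Step 2: four reflections.** We now attach an operator to each band and each stack of $Q\in\mathsf{QS}_4$. Let $A_p$ be the span of the two vectors in the first row of block $(p,1)$. By the block condition the second row of block $(p,1)$ spans $A_p^\perp$. By the two row conditions the first and second rows of block $(p,2)$ span $A_p^\perp$ and $A_p$ respectively. So in band $p$, a cell with $\sigma=+1$ holds a vector of $A_p$ and a cell with $\sigma=-1$ holds a vector of $A_p^\perp$. Likewise let $D_q$ be the span of the first column of block $(1,q)$. By block $(1,q)$ its second column spans $D_q^\perp$, and by the column conditions the first and second columns of block $(2,q)$ span $D_q^\perp$ and $D_q$. So in stack $q$, $\tau=\pm1$ means lying in $D_q$ or $D_q^\perp$.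

Put $S_p=2P_{A_p}-I$ and $R_q=2P_{D_q}-I$, where $P_V$ is the orthogonal projection onto $V$. The vector in a cell of block $(p,q)$ is an eigenvector of $S_p$ with eigenvalue $\sigma$ and of $R_q$ with eigenvalue $\tau$. The four vectors of the block are an orthonormal basis of joint eigenvectors in which each sign pair occurs once, so for all $p,q$
$$S_pR_q=R_qS_p,\qquad \operatorname{tr}S_p=\operatorname{tr}R_q=\operatorname{tr}(S_pR_q)=0. \tag{2}$$

In the example of Section 1 with $a$ not a basis vector, $S_1=S_2=\mathrm{diag}(1,1,-1,-1)$, $R_2=\mathrm{diag}(1,-1,1,-1)$, and $R_1=2(|a\rangle\langle a|+|3\rangle\langle3|)-I$ is not diagonal.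

**Step 3: classical squares from sign functions.** This is the converse construction, in the diagonal case. Let $s_1,s_2,r_1,r_2:[4]\to\{\pm1\}$ satisfy
$$\sum_ks_p(k)=\sum_kr_q(k)=\sum_ks_p(k)r_q(k)=0\qquad\text{for all }p,q. \tag{3}$$
The number of $k$ with $(s_p(k),r_q(k))=(\lambda,\mu)$ is $\frac14\sum_k(1+\lambda s_p(k))(1+\mu r_q(k))=1$. So we may put into each cell of block $(p,q)$ the unique $k$ with $(s_p(k),r_q(k))=(\sigma,\tau)$. Each block then contains each symbol once. A row of band $p$ has a constant $\sigma=\lambda$ in block $(p,1)$, with both values of $\tau$, so these two cells hold $\{k:s_p(k)=\lambda\}$; in block $(p,2)$ it has $\sigma=-\lambda$, so those two cells hold $\{k:s_p(k)=-\lambda\}$. Together they are $[4]$. Columns are analogous, with $\tau$ and $r_q$. The result is a classical square.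

**Step 4: reduction to matchings.** We now say what must be chosen so that the clues are respected. Let $P\in\mathsf{CG}_4$ have a quantum solution $Q$. A clue $|k\rangle$ in a cell of block $(p,q)$ gives $S_p|k\rangle=\sigma|k\rangle$ and $R_q|k\rangle=\tau|k\rangle$. Call $s:[4]\to\{\pm1\}$ compatible with $X\in\{S_1,S_2,R_1,R_2\}$ if $s(k)=\lambda$ whenever $X|k\rangle=\lambda|k\rangle$. If $s_p,r_q$ satisfy (3) and are compatible with $S_p,R_q$, then at this clue $(s_p(k),r_q(k))=(\sigma,\tau)$, so the classical square of Step 3 has $k$ there. It is a classical solution of $P$.

The functions $[4]\to\{\pm1\}$ with zero sum are the $\pm\chi_\mu$, where $\mu$ is one of the three perfect matchings of $[4]$ and $\chi_\mu$ is $+1$ on one edge of $\mu$ and $-1$ on the other. Moreover $\sum_k\chi_\mu(k)\chi_\nu(k)=0$ exactly when $\mu\ne\nu$. Let $M_X$ be the set of $\mu$ such that $\chi_\mu$ or $-\chi_\mu$ is compatible with $X$. It suffices to find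
$$\mu_p\in M_{S_p},\quad \nu_q\in M_{R_q}\qquad\text{with } \mu_p\ne\nu_q \text{ for all }p,q. \tag{4}$$
In the example, $M_{S_1}=M_{S_2}$ contains only $\{12,34\}$, $M_{R_2}$ contains only $\{13,24\}$, and $|3\rangle,|4\rangle$ are eigenvectors of $R_1$ with eigenvalues $+1,-1$, so $M_{R_1}$ consists of the two matchings without the edge $34$. The two choices of $\nu_1$ give the two classical solutions.

From here on we use only that the four operators are reflections satisfying (2). These conditions and the task (4) are unchanged if the two families $S,R$ are exchanged, or if indices are exchanged within a family.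

**Step 5: sizes of $M_X$.** We need to know that the choice is wide when $X$ is not diagonal. Let $K_X=\{k:|k\rangle\text{ is an eigenvector of }X\}$. If $X$ is diagonal, it has diagonal entries $\pm1$ with sum $0$, so $X=\pm\mathrm{diag}\,\chi_\mu$ and $M_X=\{\mu\}$. Let $X$ be not diagonal. Then $|K_X|\le2$, because if three basis vectors are eigenvectors of a Hermitian operator, so is the fourth. If $K_X=\{k,l\}$, the two eigenvalues differ: otherwise $\mathrm{span}(|k\rangle,|l\rangle)$ would be one of the two-dimensional eigenspaces, its complement would be the other, and $X$ would be diagonal. Hence $\pm\chi_\mu$ can be compatible exactly when $\mu$ separates $k$ and $l$, and $M_X$ consists of the two matchings not containing the edge $kl$. If $|K_X|\le1$, a suitable sign always exists, and $M_X$ has three elements. In summary, for $X$ not diagonal: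
$$|M_X|\ge2,\quad\text{and if }\mu\notin M_X\text{ then }K_X\text{ is an edge of }\mu. \tag{5}$$

**Step 6: no operator is diagonal.** Then $M_{R_1}$ and $M_{R_2}$ each contain at least two of three matchings, so they share some $\nu$. Take $\nu_1=\nu_2=\nu$ and $\mu_p\in M_{S_p}\setminus\{\nu\}$, which is nonempty.

**Step 7: some operator is diagonal.** By symmetry let $S_1=\pm\mathrm{diag}\,\chi_{\mu_1}$; this $\mu_1$ is the forced choice. Put $N_q=M_{R_q}\setminus\{\mu_1\}$. It is nonempty: if $R_q$ is diagonal, its matching differs from $\mu_1$ because $\operatorname{tr}(S_1R_q)=0$; otherwise $|M_{R_q}|\ge2$.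

*$S_2$ diagonal, $S_2=\pm\mathrm{diag}\,\chi_{\mu_2}$.* If $\mu_2=\mu_1$, take $\nu_q\in N_q$. If $\mu_2\ne\mu_1$, the joint eigenspaces of $S_1,S_2$ are the lines $\mathbb C|k\rangle$. Each $R_q$ commutes with both operators, so it is diagonal, and by (2) its matching differs from $\mu_1$ and $\mu_2$. Take that matching as $\nu_q$.

*$S_2$ not diagonal, $\mu_1\in M_{S_2}$.* Take $\mu_2=\mu_1$ and $\nu_q\in N_q$.

*$S_2$ not diagonal, $\mu_1\notin M_{S_2}$.* By (5), $M_{S_2}=\{\alpha,\beta\}$, the two matchings other than $\mu_1$, and $K_{S_2}$ is an edge of $\mu_1$. Let $mm'$ be the other edge of $\mu_1$. Since $S_2$ is Hermitian, it preserves $\mathrm{span}(|m\rangle,|m'\rangle)$. We claim that $N_1=N_2=\{\alpha,\beta\}$. Suppose some $N_q$ is a single matching; name the matchings so that $N_q=\{\alpha\}$.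

* If $R_q$ is diagonal, then $R_q=\pm\mathrm{diag}\,\chi_\alpha$. Two different perfect matchings of $[4]$ share no edge, so $mm'\notin\alpha$ and $\chi_\alpha$ separates $m$ and $m'$. On $\mathrm{span}(|m\rangle,|m'\rangle)$ the operator $R_q$ has two different eigenvalues, with eigenvectors $|m\rangle,|m'\rangle$, and $S_2$ commutes with it. So $|m\rangle,|m'\rangle$ are eigenvectors of $S_2$, and $S_2$ is diagonal, a contradiction.
* If $R_q$ is not diagonal, then $|M_{R_q}|\ge2$ forces $M_{R_q}=\{\mu_1,\alpha\}$. So $\beta\notin M_{R_q}$, and $K_{R_q}$ is an edge of $\beta$ by (5). Let $ww'$ be the other edge of $\beta$. Then $R_q$ preserves $\mathrm{span}(|w\rangle,|w'\rangle)$ and commutes with $S_1=\pm\mathrm{diag}\,\chi_{\mu_1}$, which separates $w,w'$ since $\beta\ne\mu_1$. So $|w\rangle,|w'\rangle$ are eigenvectors of $R_q$, and $R_q$ is diagonal, a contradiction.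

This proves the claim. Take $\nu_1=\nu_2=\alpha$ and $\mu_2=\beta$. Then (4) holds in every case, and Theorem B is proved. $\square$

## 5. Patterns of holes, and why two holes per line are too few

For Theorem A we work with the holes alone, and restore the full cells later.

**Definition (pattern).** A pattern consists of a finite set $H$ of cells ("holes") in an $m\times m$ array, a finite symbol set $\Sigma$, and subsets $S_r\subset\Sigma$ for each row and $T_c\subset\Sigma$ for each column, such that row $r$ has exactly $|S_r|$ holes and column $c$ exactly $|T_c|$ holes. A line means a row or a column. For $S\subset\Sigma$ we regard $\mathbb C^S$ as a subspace of $\mathbb C^\Sigma$.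

**Definition (fillings).** A symbol filling is a map $w:H\to\Sigma$ such that in each row $r$ every symbol of $S_r$ occurs exactly once, and in each column $c$ every symbol of $T_c$ occurs exactly once. A vector filling assigns to each hole a unit vector $v_{rc}\in\mathbb C^\Sigma$ such that the vectors of row $r$ form an orthonormal basis of $\mathbb C^{S_r}$ and those of column $c$ an orthonormal basis of $\mathbb C^{T_c}$.

The erased cells of Section 1 form the pattern with a full $2\times2$ array of holes and all four sets equal to $\{1,2\}$. At a hole $(r,c)$ a symbol filling uses a symbol of $S_r\cap T_c$, and a vector filling uses a vector of $\mathbb C^{S_r}\cap\mathbb C^{T_c}=\mathbb C^{S_r\cap T_c}$.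

We look for a pattern with a vector filling and no symbol filling. The simplest lines have two holes, so one would first try to combine many of these. This never works.

**Proposition 1.** If every line of a pattern has at most two holes and the pattern has a vector filling, then it has a symbol filling.

**Proof.** Consider the graph whose vertices are the lines and whose edges are the holes, a hole joining its row to its column. Treat each connected component with an edge separately.

Suppose some hole of the component has $|S_r\cap T_c|=1$. Then its vector is a multiple of a basis vector. If one vector of a two-hole line with set $\{a,b\}$ is a multiple of $|a\rangle$, the other is a multiple of $|b\rangle$. By connectedness all vectors in the component are multiples of basis vectors, and reading off the symbols gives a symbol filling there.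

Otherwise every hole of the component has $|S_r\cap T_c|=2$ (it is not $0$, since a unit vector lies in $\mathbb C^{S_r\cap T_c}$). Then all lines of the component have two holes and the same set $\{a,b\}$. The component is a connected $2$-regular bipartite graph, that is, an even cycle, and we place $a,b$ alternately along it. $\square$

The proof shows where this attempt ends: every closed chain of two-hole lines is even, because rows and columns alternate. But it also shows what such chains can do. A line with two holes and set $e=\{o,i\}$ forces its two symbols to be different elements of $e$. If we agree to use only the vectors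
$$|e,\pm\rangle=\frac{|o\rangle\pm|i\rangle}{\sqrt2},$$
then it also forces its two vectors to have opposite signs. So chains of two-hole lines are wires that carry a symbol bit and, in parallel, a vector sign, and both flip at each line. To obtain a difference between symbols and vectors we need a component in which the two obey different laws.

## 6. A four-symbol gadget

Let $\Sigma=\{x,y,1,2,3\}$. We write $xi$ for the pair $\{x,i\}$ and $yi$ for $\{y,i\}$. Let $E=\{x1,x2,x3,y1,y2,y3\}$. A face is a set $F=\{i,j\}\subset\{1,2,3\}$ with $i<j$; for it put
$$T_F=\{x,y,i,j\},\quad E_F=\{xi,xj,yi,yj\},\quad \pi_F=\{xi,yj\},\quad \rho_F=\{xj,yi\}.$$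
Each of $\pi_F$ and $\rho_F$ partitions $T_F$ into two pairs, called $\pi$-classes and $\rho$-classes, and a $\pi$-class meets a $\rho$-class in exactly one element.

A gadget on the face $F$ has two rows $r,r'$ and two columns $c,c'$, each with symbol set $T_F$. All four crossing cells are holes, called core cells. The lines $r,c$ carry the pairs of $\pi_F$, and the lines $r',c'$ carry the pairs of $\rho_F$. For each pair it carries, a line has one further hole, a terminal for that pair:

$$\begin{array}{c|cc|c}
 & c & c' & \text{row terminals for}\\ \hline
r & \text{core} & \text{core} & xi,\ yj\\
r' & \text{core} & \text{core} & xj,\ yi\\ \hline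
\text{column terminals for} & xi,\ yj & xj,\ yi &
\end{array}$$

So each $e\in E_F$ has one row terminal and one column terminal, and each line has $2+2=4=|T_F|$ holes. (Which other line passes through a terminal is decided in Section 7; that line will have symbol set $e$.)

**The law for vectors.** The next lemma says which signs on the terminals can be completed.

**Lemma 2.** Let $\varepsilon:E_F\to\{\pm1\}$ with $\prod_{e\in E_F}\varepsilon(e)=1$, and put $|e,\varepsilon(e)\rangle$ in both terminals for $e$. Then the core cells can be filled with real vectors with all amplitudes $\pm\frac12$ such that each of the four lines $r,r',c,c'$ is an orthonormal basis of $\mathbb C^{T_F}$.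

**Proof.** Let
$$p=|xi,-\varepsilon(xi)\rangle,\quad p'=|yj,-\varepsilon(yj)\rangle,\quad q=|xj,-\varepsilon(xj)\rangle,\quad q'=|yi,-\varepsilon(yi)\rangle .$$
The terminals of $r$ (and of $c$) are $|xi,\varepsilon(xi)\rangle,|yj,\varepsilon(yj)\rangle$, so the core vectors in each of these lines must be an orthonormal basis of $\Pi=\mathrm{span}(p,p')$. In the same way $r'$ and $c'$ need an orthonormal basis of $\mathrm P=\mathrm{span}(q,q')$. The cells $(r,c')$ and $(r',c)$ lie in lines of both kinds, so we need a vector of $\Pi\cap\mathrm P$. Since the product of $\varepsilon$ is $1$, the number
$$\eta=\varepsilon(xj)\varepsilon(yj)=\varepsilon(xi)\varepsilon(yi)$$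
is well defined, and we compute
$$\sqrt2\,(p+\eta p')=|x\rangle-\varepsilon(xi)|i\rangle+\eta|y\rangle-\eta\,\varepsilon(yj)|j\rangle,\qquad
\sqrt2\,(q+\eta q')=|x\rangle-\varepsilon(xj)|j\rangle+\eta|y\rangle-\eta\,\varepsilon(yi)|i\rangle .$$
Here $\eta\,\varepsilon(yj)=\varepsilon(xj)$ and $\eta\,\varepsilon(yi)=\varepsilon(xi)$, so the two right sides are equal. Put
$$v_{rc'}=v_{r'c}=\frac{p+\eta p'}{\sqrt2}=\frac{q+\eta q'}{\sqrt2},\qquad v_{rc}=\frac{p-\eta p'}{\sqrt2},\qquad v_{r'c'}=\frac{q-\eta q'}{\sqrt2}.$$
Since $p,p'$ are orthonormal, row $r$ and column $c$ contain the orthonormal basis $(p\pm\eta p')/\sqrt2$ of $\Pi$. Together with the two terminals, which are orthonormal and orthogonal to $p$ and $p'$, it is an orthonormal basis of $\mathbb C^{T_F}$. Row $r'$ and column $c'$ contain $(q\pm\eta q')/\sqrt2$ and the terminals $|xj,\varepsilon(xj)\rangle,|yi,\varepsilon(yi)\rangle$, again an orthonormal basis. The amplitudes of the core vectors are $\pm\frac12$ because $p,p'$ have disjoint supports and amplitudes $\pm\frac1{\sqrt2}$, and so do $q,q'$. $\square$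

The product condition cannot be dropped. A vector $\alpha(|x\rangle-\varepsilon(xi)|i\rangle)+\beta(|y\rangle-\varepsilon(yj)|j\rangle)$ of $\Pi$ lies in $\mathrm P$ only if $\varepsilon(yj)\beta=\varepsilon(xj)\alpha$ and $\varepsilon(xi)\alpha=\varepsilon(yi)\beta$; for a nonzero vector this forces $\varepsilon(xj)\varepsilon(yj)=\varepsilon(xi)\varepsilon(yi)$, that is, product $1$.

As an example take $F=\{1,2\}$ and $\varepsilon\equiv1$, so $\eta=1$. In coordinates $(x,y,1,2)$,
$$v_{rc}=\tfrac12(1,-1,-1,1),\quad v_{rc'}=v_{r'c}=\tfrac12(1,1,-1,-1),\quad v_{r'c'}=\tfrac12(1,-1,1,-1).$$
Row $r$ also holds $(1,0,1,0)/\sqrt2$ and $(0,1,0,1)/\sqrt2$, and row $r'$ also holds $(1,0,0,1)/\sqrt2$ and $(0,1,1,0)/\sqrt2$. All inner products within a row vanish by inspection.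

**The law for symbols.** Define $\kappa_F:E_F\to\{\pm1\}$ by $\kappa_F(xi)=\kappa_F(yj)=1$ and $\kappa_F(xj)=\kappa_F(yi)=-1$; its product is $1$.

**Lemma 3.** Suppose symbols are placed in the holes of a gadget on $F$ so that each of its four lines contains each symbol of $T_F$ exactly once and each terminal for $e$ holds an element of $e$. Then for every $e\in E_F$ the row terminal and the column terminal for $e$ hold the same symbol $t(e)$. Moreover, if $s(e)=+1$ when $t(e)\in\{x,y\}$ and $s(e)=-1$ otherwise, then $s\ne\pm\kappa_F$.

**Proof.** Write the core symbols as $x_{11}$ at $(r,c)$, $x_{12}$ at $(r,c')$, $x_{21}$ at $(r',c)$, $x_{22}$ at $(r',c')$.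

We first show $x_{12}=x_{21}$. The two terminals of row $r$ hold one element of each $\pi$-class. So $x_{11},x_{12}$ are the other two elements, one in each $\pi$-class. By column $c$, also $x_{11},x_{21}$ lie in different $\pi$-classes. There are only two $\pi$-classes, so $x_{12},x_{21}$ lie in the same one. By row $r'$, $x_{21},x_{22}$ lie in different $\rho$-classes, and by column $c'$ so do $x_{12},x_{22}$; hence $x_{12},x_{21}$ lie in the same $\rho$-class. A $\pi$-class and a $\rho$-class share one element, so $x_{12}=x_{21}=:z$.

Now the core cells of $r$ and of $c$ both hold the set $U_\pi=\{x_{11},z\}$, and those of $r'$ and of $c'$ both hold $U_\rho=\{z,x_{22}\}$. For $e\in\pi_F$, both terminals for $e$ hold the element of $e$ that is not in $U_\pi$; for $e\in\rho_F$, both hold the element of $e$ not in $U_\rho$. So the two terminals for $e$ agree. Writing $\bar t(e)$ for the element of $e$ other than $t(e)$, we have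
$$U_\pi=\{\bar t(e):e\in\pi_F\},\qquad U_\rho=\{\bar t(e):e\in\rho_F\},\qquad z\in U_\pi\cap U_\rho. \tag{6}$$

If $s=\kappa_F$, then $t(xi)=x$ and $t(yj)=y$, so $U_\pi=\{i,j\}$; and $t(xj)=j$, $t(yi)=i$, so $U_\rho=\{x,y\}$. If $s=-\kappa_F$, the two sets are exchanged. In both cases $U_\pi\cap U_\rho=\emptyset$, against (6). $\square$

So vectors obey a parity law on signs, and symbols avoid the two sign vectors $\pm\kappa_F$, both of product $+1$. One gadget does not turn this into a contradiction, since $14$ of the $16$ vectors $s$ are still not excluded by the lemma. But suppose many gadgets share the same bits up to prescribed flips. Say that each pair $e$ has a global bit $s(e)$ and gadget $\gamma$ sees $s_\gamma(e)=\varepsilon_\gamma(e)s(e)$. Then $\gamma$ excludes $s|_{E_F}=\pm\varepsilon_\gamma\kappa_F$. If $\varepsilon_\gamma$ runs through all sign vectors of product $1$, up to a global sign, then all $s$ with $\prod_{E_F}s=+1$ are excluded, so $\prod_{E_F}s=-1$. Do this for all three faces. Each pair $e=oi$ lies in $E_F$ for exactly two faces, so multiplying the three equations gives $1=-1$. On the other hand, these $\varepsilon_\gamma$ are exactly the terminal signs that Lemma 2 allows, and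 in a wire symbol bits and vector signs flip together, so the flips $\varepsilon_\gamma$ can be produced consistently. It remains to wire this up.

## 7. Twelve gadgets and six wires

**The gadgets.** A signed gadget is $\gamma=(F,\varepsilon)$ with $\varepsilon:E_F\to\{\pm1\}$, $\prod\varepsilon=1$, and the normalization $\varepsilon(x2)=+1$ if $F=\{1,2\}$, $\varepsilon(x2)=-1$ if $F=\{2,3\}$, $\varepsilon(x3)=+1$ if $F=\{1,3\}$. For each face there are $8$ sign vectors of product $1$. Negation preserves the product of four signs, and the normalization picks one from each pair $\pm\varepsilon$. Hence:
$$\text{for every }\varepsilon:E_F\to\{\pm1\}\text{ with }\prod\varepsilon=1,\ \text{exactly one of }(F,\varepsilon),(F,-\varepsilon)\text{ is a gadget.} \tag{7}$$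
The normalization serves only to balance the signs and so to bound the length of the wires. The twelve gadgets are:

$$\begin{array}{l|l|c}
F & \text{order of pairs} & \varepsilon\\ \hline
\{1,2\} & x1,x2,y1,y2 & {+}{+}{+}{+},\quad {+}{+}{-}{-},\quad {-}{+}{+}{-},\quad {-}{+}{-}{+}\\
\{2,3\} & x2,x3,y2,y3 & {-}{-}{+}{+},\quad {-}{+}{-}{+},\quad {-}{+}{+}{-},\quad {-}{-}{-}{-}\\
\{1,3\} & x1,x3,y1,y3 & {+}{+}{+}{+},\quad {+}{+}{-}{-},\quad {-}{+}{+}{-},\quad {-}{+}{-}{+}
\end{array}$$

Each $e\in E$ lies in $8$ gadgets. Reading the table: for $e\ne x3$ the sign at $e$ is $+$ in four gadgets and $-$ in four; for $e=x3$ it is $+$ in six and $-$ in two.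

Each gadget gets its own two rows and two columns, with core cells and terminals as in Section 6. Both terminals for $e$ of $\gamma=(F,\varepsilon)$ are given the sign $\varepsilon(e)$.

**The wires.** For each $e\in E$ arrange the $8$ gadgets containing $e$ in a cycle, with no two consecutive gadgets of sign $-$ at $e$: use $+-+-+-+-$ if $e\ne x3$ and $+-+-++++$ if $e=x3$. At a gadget with sign $+$ at $e$, call the row terminal for $e$ the entry and the column terminal the exit. At a gadget with sign $-$, the column terminal is the entry and the row terminal is the exit. For consecutive gadgets $\gamma\to\gamma'$, join the exit of $\gamma$ to the entry of $\gamma'$ by new auxiliary lines, each with symbol set $e$ and exactly two holes: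

* signs $(+,-)$: one auxiliary row, whose holes are the column terminals of $\gamma$ and of $\gamma'$;
* signs $(-,+)$: one auxiliary column, whose holes are the row terminals of $\gamma$ and of $\gamma'$;
* signs $(+,+)$: an auxiliary row $u$ and an auxiliary column $d$; the holes of $u$ are the column terminal of $\gamma$ and a link cell $(u,d)$, and the holes of $d$ are $(u,d)$ and the row terminal of $\gamma'$.

Each gadget on a wire has one entry and one exit there, so every terminal is used exactly once. It becomes the intersection of a gadget line and an auxiliary line. The two holes of an auxiliary line are different cells, since consecutive gadgets are different.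

**Counts.** A wire with $e\ne x3$ has four steps $(+,-)$ and four steps $(-,+)$: four auxiliary rows and four auxiliary columns. The wire of $x3$ has, cyclically, two steps $(+,-)$, two steps $(-,+)$ and four steps $(+,+)$: $2+4=6$ auxiliary rows and $6$ auxiliary columns. In total there are
$$m=24+(5\cdot4+6)=50$$
rows and $50$ columns. Number them $1,\dots,50$, let $H\subset[m]\times[m]$ be the set of all holes, and write $S_r,T_c$ for the symbol sets. Then the following hold.

First, row $r$ has exactly $|S_r|$ holes and column $c$ exactly $|T_c|$ holes. These numbers are $4$ on gadget lines and $2$ on auxiliary lines, so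
$$|H|=24\cdot4+26\cdot2=148. \tag{8}$$

Second, for each $s\in\Sigma$ the number of rows with $s\in S_r$ equals the number of columns with $s\in T_c$, because each gadget has two rows and two columns with the same set, and each wire has as many auxiliary rows as columns. Call this number $k_s$. Counting gadget rows and then auxiliary rows,
$$k_x=24+14=38,\quad k_y=24+12=36,\quad k_1=16+8=24,\quad k_2=16+8=24,\quad k_3=16+10=26, \tag{9}$$
so $k_s\ge24$ for every $s\in\Sigma$.

Third, for a hole $(r,c)$,
$$S_r\cap T_c=T_F\text{ at a core cell},\qquad S_r\cap T_c=e\text{ at a terminal or link cell of the wire of }e. \tag{10}$$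

So we have a pattern in the sense of Section 5.

## 8. The pattern has a vector filling and no symbol filling

**Lemma 4.** The pattern $H$ has a vector filling with real amplitudes in $\{0,\pm\frac12,\pm\frac1{\sqrt2}\}$.

**Proof.** Put $|e,\varepsilon(e)\rangle$ in both terminals for $e$ of each gadget $(F,\varepsilon)$, put $|e,-\rangle$ in each link cell of the wire of $e$, and fill the core cells by Lemma 2, which applies because $\prod\varepsilon=1$. Every gadget line is then an orthonormal basis of $\mathbb C^{T_F}$. On an auxiliary line of the wire of $e$ the two signs are as follows: terminals of opposite signs in the cases $(+,-)$ and $(-,+)$; a terminal of sign $+$ and the link cell of sign $-$ on both lines in the case $(+,+)$. So every auxiliary line holds $|e,+\rangle$ and $|e,-\rangle$, an orthonormal basis of $\mathbb C^e$. $\square$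

**Lemma 5.** The pattern $H$ has no symbol filling.

**Proof.** Suppose $w$ is a symbol filling. By (10), each terminal and each link cell of the wire of $e$ holds an element of $e$.

**Step 1: each gadget.** This step makes the bits available. By Lemma 3, in each gadget $\gamma=(F,\varepsilon_\gamma)$ the two terminals for $e\in E_F$ hold the same symbol $t_\gamma(e)$, and the signs $s_\gamma(e)$, equal to $+1$ if $t_\gamma(e)\in\{x,y\}$ and to $-1$ otherwise, satisfy
$$s_\gamma\ne\pm\kappa_F. \tag{11}$$

**Step 2: each wire.** This step shows that the gadgets on a wire share one bit. Let $\gamma\to\gamma'$ be consecutive on the wire of $e$. The two holes of an auxiliary line hold the two different elements of $e$. For signs $(+,-)$ or $(-,+)$ the two terminals on the joining line therefore differ, so $t_\gamma(e)\neq t_{\gamma'}(e)$ and $s_\gamma(e)=-s_{\gamma'}(e)$. For signs $(+,+)$ the terminal of $\gamma$ differs from the link cell, which differs from the terminal of $\gamma'$; since $e$ has two elements, $t_\gamma(e)=t_{\gamma'}(e)$ and $s_\gamma(e)=s_{\gamma'}(e)$. (We may compare row terminals with column terminals because Step 1 says that those of one gadget agree.) In all cases $\varepsilon_\gamma(e)s_\gamma(e)=\varepsilon_{\gamma'}(e)s_{\gamma'}(e)$.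 Hence
$$s(e):=\varepsilon_\gamma(e)\,s_\gamma(e)\quad\text{does not depend on the gadget }\gamma\text{ containing }e. \tag{12}$$

**Step 3: each face.** This step determines a parity. Fix $F$ and suppose $\prod_{e\in E_F}s(e)=+1$. Since $\prod\kappa_F=1$, the sign vector $s\kappa_F$ on $E_F$ has product $1$. By (7) there is a gadget $\gamma=(F,\varepsilon)$ with $\varepsilon=\pm s\kappa_F$. By (12), $s_\gamma=\varepsilon s=\pm\kappa_F$, which contradicts (11). Hence
$$\prod_{e\in E_F}s(e)=-1\qquad\text{for each of the three faces }F. \tag{13}$$

**Step 4: the three faces together.** Multiply (13) over the three faces. Each $e\in E$ lies in $E_F$ for exactly two faces, so the left side is $\prod_es(e)^2=1$, and the right side is $(-1)^3=-1$. This is a contradiction. $\square$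

## 9. A Latin square with exactly these holes

The pattern must now be placed inside a full square in such a way that each line misses exactly its prescribed symbols.

**Lemma 6.** For every $n\ge76$ there is an $n\times n$ array $L$ on an $n$-element symbol set $\Lambda\supset\Sigma$ with these properties: its empty cells are exactly the cells of $H\subset[m]\times[m]$; no symbol is repeated in a row or column; row $r\le m$ misses exactly the symbols of $S_r$; column $c\le m$ misses exactly those of $T_c$; and rows and columns of index $>m$ miss no symbol.

**Proof.** Let $\Delta=\Lambda\setminus\Sigma$, so $|\Delta|=n-5$, and recall $m=50$. We fill first the corner $[m]^2\setminus H$, then the rest of the first $m$ rows, then the remaining rows.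

**Step 0: the corner.** We fill $[m]^2\setminus H$ with symbols of $\Delta$ only, without repetition in rows or columns, and so that each symbol of $\Delta$ is used at least $2m-n=100-n$ times; Step 1 will need this lower bound. Regard the cells of $[m]^2\setminus H$ as the edges of the bipartite graph $K_{m,m}-H$ between rows and columns. Each line has at least two holes, so the maximum degree is at most $48\le n-5$. By König there is a proper edge coloring with color set $\Delta$; write the color of an edge into its cell.

To balance the color classes, suppose two of them have sizes $a\ge b+2$. Their union has maximum degree $2$, and its components are paths and cycles with alternating colors. On cycles, which are even, and on paths with an even number of edges, the two colors occur equally often. So some path has one more edge of the larger class. Exchange the two colors on it. The coloring stays proper, and the sizes become $a-1$ and $b+1$. The sum of the squares of all class sizes drops by $2(a-b)-2>0$, so the process ends, with all class sizes differing by at most $1$. The number of edges is $2500-148=2352$, so each class then has at least $\lfloor2352/(n-5)\rfloor$ edges. For $76\le n\le99$ this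 is at least $\lfloor2352/94\rfloor=25$ (as $94\cdot25=2350$), while $100-n\le24$. For $n\ge100$ nothing is required.

**Step 1: the rest of rows $1,\dots,m$.** For $r\le m$ let $A_r$ be the set of symbols not in $S_r$ and not yet used in row $r$. The row has $m-|S_r|$ filled cells, holding symbols of $\Delta$, which is disjoint from $S_r$. So $|A_r|=n-|S_r|-(m-|S_r|)=n-m$, exactly the number of cells to be filled. Consider the bipartite graph with rows $r\le m$ on one side, symbols on the other, and $r\sim s$ when $s\in A_r$. Its degrees are as follows.

* Rows have degree $n-m$.
* A symbol $s\in\Sigma$ has not been used yet, so its degree is the number of rows with $s\notin S_r$, namely $m-k_s\le50-24=26\le n-m$. The last inequality uses $n\ge76$, with equality at $n=76$.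
* A symbol of $\Delta$ that was used $u$ times has degree $m-u$. If $n<100$, then $u\ge2m-n$ and the degree is at most $n-m$. If $n\ge100$, the degree is at most $m\le n-m$.

By König, color the edges properly with the $n-m$ colors $m+1,\dots,n$, and if $rs$ has color $j$, put $s$ into cell $(r,j)$. A row has exactly $n-m$ edges, so it sees every color and all its cells in columns $m+1,\dots,n$ get filled, each symbol of $A_r$ being used once. A symbol has at most one edge of color $j$, so column $j$ has no repetition. Now row $r$ misses exactly $S_r$.

**Step 2: rows $m+1,\dots,n$.** For each column $j$ let $B_j$ be the set of symbols not used in column $j$ so far and, if $j\le m$, not in $T_j$. For $j\le m$ the column holds $m-|T_j|$ symbols, all in $\Delta$ and so outside $T_j$, hence $|B_j|=n-(m-|T_j|)-|T_j|=n-m$. For $j>m$ the column holds $m$ different symbols, so $|B_j|=n-m$ as well. Next, count the sets $B_j$ that contain a given symbol $s$.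

* If $s\in\Delta$: each of the first $m$ rows misses only symbols of $\Sigma$, so $s$ occurs once in each of these rows, in $m$ different columns. Also $s\notin T_j$ for all $j$. So $s$ lies in $n-m$ of the sets.
* If $s\in\Sigma$: it occurs in the $m-k_s$ rows $r\le m$ with $s\notin S_r$, in different columns, all of index $>m$. It is excluded by $T_j$ in $k_s$ columns of index $\le m$; here we use that rows and columns have the same count $k_s$. So $s$ lies in $n-(m-k_s)-k_s=n-m$ of the sets.

The bipartite graph between columns and symbols, with $j\sim s$ when $s\in B_j$, is $(n-m)$-regular. By König it decomposes into $n-m$ perfect matchings, and we use these as rows $m+1,\dots,n$. Each new row contains every symbol once, and column $j$ receives each symbol of $B_j$ once. So column $j\le m$ misses exactly $T_j$, and column $j>m$ misses nothing. $\square$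

Two consequences follow. A completion of $L$ to a Latin square would fill the holes of each row $r\le m$ with exactly the symbols of $S_r$ and those of each column $c\le m$ with exactly those of $T_c$, which is a symbol filling of $H$. So by Lemma 5, $L$ cannot be completed to a Latin square. On the other hand, the vectors of Lemma 4 in the holes, together with the basis vectors $|L(r,c)\rangle$ in the other cells, make every row and every column an orthonormal basis of $\mathbb C^\Lambda$.

## 10. From order $n$ to a Sudoku of size $n^2$

Let $n\ge76$. The last task is to put $L$ into a Sudoku so that the block constraints add nothing new. Index the rows of the $n^2\times n^2$ grid by $(g,i)$, the columns by $(h,j)$ and the symbols by $(k,l)$, all entries in $\mathbb Z_n$; $g$ is the band of the row and $h$ the stack of the column, so blocks are indexed by $(g,h)$. Put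
$$M\big((g,i),(h,j)\big)=(i+h,\;g+j).$$
This is a solved Sudoku: for fixed $(g,i)$ the map $(h,j)\mapsto(i+h,g+j)$ is a bijection, for fixed $(h,j)$ so is $(g,i)\mapsto(i+h,g+j)$, and for fixed $(g,h)$ so is $(i,j)\mapsto(i+h,g+j)$.

Let $D=\{((g,0),(0,j)):g,j\in\mathbb Z_n\}$. On $D$ we have $M=(0,g+j)$, so $D$ holds a Latin square on the symbols $(0,l)$. For $n=2$, with the symbols $(0,0),(0,1),(1,0),(1,1)$ renamed $1,2,3,4$, $M$ is the solved square of Section 1, and $D$ is its set of four erased cells.

**The puzzle $P$.** Index the rows, columns and symbols of $L$ by $\mathbb Z_n$. Outside $D$, let $P$ have the projection $|M\rangle\langle M|$ on the basis vector of the symbol given by $M$. In cell $((g,0),(0,j))$ of $D$, let $P$ have the projection on $|(0,L(g,j))\rangle$, or $0$ if $L(g,j)$ is empty. Then $P\in\mathsf{CG}_{n^2}$, and by (8) it has exactly $148$ empty cells.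

**Constraint sets.** Sets not meeting $D$ are unchanged from $M$, so they are complete and correct in $P$. The sets meeting $D$ are the following.

* Row $(g,0)$: its cells outside $D$ have $h\ne0$ and hold $(h,g+j)$, that is, each symbol $(k,l)$ with $k\neq0$ exactly once. Its cells in $D$ are row $g$ of $L$.
* Column $(0,j)$: its cells outside $D$ have $i\ne0$ and hold $(i,g+j)$, that is, each $(k,l)$ with $k\ne0$ exactly once. Its cells in $D$ are column $j$ of $L$.
* Block $(g,0)$: its cells outside $D$ have $i\ne0$ and hold $(i,g+j)$, again each $(k,l)$ with $k\ne0$ exactly once. Its cells in $D$ are row $g$ of $L$.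

So the block constraint on $D$ coincides with a row constraint.

**No classical solution.** In a classical solution, the cells of $D$ in row $(g,0)$ would hold the symbols $(0,l)$, each once, and likewise in column $(0,j)$. So $D$ would contain a Latin square completing $L$, which is impossible by Section 9.

**A quantum solution.** Let $V_0=\mathrm{span}\{|(0,l)\rangle:l\in\mathbb Z_n\}\cong\mathbb C^\Lambda$, and fill the empty cells of $D$ with the vectors of Lemma 4, transported to $V_0$. In row $(g,0)$, column $(0,j)$ and block $(g,0)$ the cells of $D$ form an orthonormal basis of $V_0$, by Section 9, and the other cells form the computational basis of $V_0^\perp$. So every constraint holds, and we have an element of $\mathsf{QS}_{n^2}$ that solves $P$. It is real; its amplitudes are $0$ and $1$ in the clue cells, and $0,\pm\frac12,\pm\frac1{\sqrt2}$ in the holes.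

Hence $P\in\mathsf{QEG}_{n^2}\cap\mathsf{CG}_{n^2}$ and $P\notin\mathsf{CEG}_{n^2}$. This proves Theorem A, and (1) fails for every $n\ge76$. $\square$

Conjugating the solution by a diagonal unitary fixes every clue $|k\rangle\langle k|$ and preserves all constraints. On a terminal, $(|o\rangle\pm|i\rangle)/\sqrt2$ becomes, up to phase, $(|o\rangle\pm e^{\mathrm i\phi}|i\rangle)/\sqrt2$ with $\phi$ arbitrary, and these are different projections for different $\phi\in[0,2\pi)$. So $P$ has uncountably many quantum solutions, although it has no classical one. In the terms of Section 3: for each symbol $k$, the matrix $p_k$ of such a solution is doubly stochastic and can be rounded by Birkhoff's theorem, but no choice of roundings for all the symbols together is consistent with one symbol per cell, since a consistent choice would complete $L$ to a Latin square.
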